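\title{The ground state of the open XXZ chain at $\Delta=-1/2$\\ and a finite Temperley--Lieb monoid}

\begin{abstract}
The open XXZ chain of length $N$ with anisotropy $\Delta=-1/2$ and boundary fields $p=\frac12(\frac12-x)$, $p'=\frac12(\frac12-\frac1x)$ has the explicit eigenvalue $E=-\frac{3N-1}{4}-\frac{(1-x)^2}{2x}$. We prove that for every $N\ge1$ and every real $x>0$ this is the lowest eigenvalue of the Hamiltonian $H$ on the whole space of states and that it is simple, while for real $x<0$ the lowest eigenvalue is at most $E-1$. The proof writes $H-E$ as a constant $\Lambda$ minus a combination of idempotents with nonnegative weights of total mass $\Lambda$. The idempotents are neither Hermitian nor local, but they satisfy the relations of the one-boundary Temperley--Lieb algebra with all loop weights equal to $1$, so they generate a finite monoid, and finiteness bounds the spectral radius. The same argument confines the spectrum to a disk for $x=e^{i\theta}$, $|\theta|\le\pi/3$.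
\end{abstract}

\section{The chain, the question and the results}\label{sec:intro}

Let ${\uparrow},{\downarrow}$ be the standard basis of $\mathbb C^2$, so that $\sigma^z{\uparrow}={\uparrow}$ and $\sigma^z{\downarrow}=-{\downarrow}$, and let $\sigma^\pm=\frac12(\sigma^x\pm i\sigma^y)$, so that $\sigma^+{\downarrow}={\uparrow}$, $\sigma^-{\uparrow}={\downarrow}$ and $\sigma^+{\uparrow}=\sigma^-{\downarrow}=0$. An index $i$ on a $2\times2$ matrix means that it acts on the $i$-th factor (site) of $(\mathbb C^2)^{\otimes N}$. For an integer $N\ge1$ and a nonzero parameter $x$ we study the open XXZ Hamiltonian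
\begin{equation}\label{eq:H}
H=-\frac12\sum_{i=1}^{N-1}\bigl(\sigma_i^x\sigma_{i+1}^x+\sigma_i^y\sigma_{i+1}^y+\Delta\,\sigma_i^z\sigma_{i+1}^z\bigr)+p\,\sigma_1^z+p'\sigma_N^z
\end{equation}
with
\[
\Delta=-\frac12,\qquad p=\frac12\Bigl(\frac12-x\Bigr),\qquad p'=\frac12\Bigl(\frac12-\frac1x\Bigr).
\]
It is Hermitian when $x$ is real. It commutes with the magnetization $M=\frac12\sum_{i=1}^N\sigma_i^z$; the eigenspace of $M$ with eigenvalue $m$ is called the \emph{sector} $M=m$. Write $N=2n+\epsilon$ with $\epsilon\in\{0,1\}$, and put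
\begin{equation}\label{eq:E}
E=-\frac{3N-1}{4}-\frac{(1-x)^2}{2x}.
\end{equation}
Three facts are known. For every $N\ge1$ and every $x\neq0$, the number $E$ is an eigenvalue of $H$, with an eigenvector in the sector $M=\epsilon/2$. For real $x>0$ it is the lowest eigenvalue of $H$ in that sector, and it has multiplicity one there. For real $x$ close enough to the supersymmetric point $x=1$ it is the lowest eigenvalue of $H$ on the whole space. The question, which comes from the work of Li\'enardy and Hagendorf \cite{LH}, is whether $E$ is the lowest eigenvalue on the whole space for every $N\ge1$ and every real $x>0$.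

The dependence on $x$ is best measured by
\[
c=x+\frac1x-1,\qquad\text{so that}\qquad xc=x^2-x+1,\qquad p+p'=-\frac c2,\qquad E=-\frac34(N-1)-\frac c2 .
\]
Real $x>0$ gives $c\ge1$, real $x<0$ gives $c\le-3$, and $x=e^{i\theta}$ gives $c=2\cos\theta-1$. Since $\operatorname{Im}c=(1-|x|^{-2})\operatorname{Im}x$, these are all the cases with real $c$. Hence $c\in[0,\infty)$ exactly when $x>0$ or $x=e^{i\theta}$ with $|\theta|\le\pi/3$.

One would guess that the answer is yes. The coupling $+\frac14\sigma_i^z\sigma_{i+1}^z$ favors antiparallel neighbors, hence small $|M|$, and for $x>0$ the total boundary field $-c/2$ is negative, which for odd $N$ favors $M=+\frac12$ over $M=-\frac12$. For $N=1$ this is the whole story: $H=-\frac c2\sigma^z$, and $E=-\frac c2$ is the energy of ${\uparrow}$, the lower of the two levels when $c>0$. The limit $x\to\infty$ points the same way, at least heuristically. The field $p$ then forces the first spin up, and sites $2,\dots,N$ form a chain with the field $\frac14$ at site $2$ and $p'\to\frac14$ at site $N$. This is the chain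 of length $N-1$ at $x=1$ with all spins reversed. Its special level has total energy $p-\frac{3N-4}4=E+\frac1{2x}$ and total magnetization $\frac12-\frac{1-\epsilon}2=\frac\epsilon2$. The limit $x\to0$ is equivalent, because reflecting the chain exchanges $x$ and $1/x$. None of this controls intermediate $x$: since $H$ does not mix sectors, nothing forbids the lowest levels of two sectors to cross as $x$ moves away from $1$. What is needed is a bound that holds in all sectors at once.

\begin{theorem}\label{thm:main}
For $N\ge1$ and real $x>0$, the operator $H-E$ is positive semidefinite on $(\mathbb C^2)^{\otimes N}$. Hence $E$, being an eigenvalue, is the lowest eigenvalue of $H$ on the whole space.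
\end{theorem}

An eigenvalue is \emph{algebraically simple} if it is a simple root of the characteristic polynomial; for a Hermitian operator this means that its eigenspace is a line.

\begin{theorem}\label{thm:strong}
Let $N\ge1$.
\begin{itemize}
\item[(a)] For real $x>0$, $E$ is a simple eigenvalue of $H$ on the whole space, and the lowest eigenvalue in every sector $M=m\neq\epsilon/2$ is strictly larger than $E$.
\item[(b)] For complex $x\ne0$ with $c\in[0,\infty)$, every eigenvalue $\eta$ of $H$ satisfies $|\eta-E-\Lambda|\le\Lambda$, where $\Lambda=N-1+c$. If $c>0$, then $E$ is an algebraically simple eigenvalue and all other eigenvalues satisfy $\operatorname{Re}\eta>E$.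
\item[(c)] For real $x<0$, the lowest eigenvalue of $H$ is at most $E-1$. So for real $x\ne0$, $E$ is the lowest eigenvalue of $H$ if and only if $x>0$.
\end{itemize}
\end{theorem}

The proof of Theorem~\ref{thm:strong} does not use the known facts quoted above; in particular it shows again that $E$ is an eigenvalue when $c>0$.

Section~\ref{sec:two} explains why idempotents replace positive terms and carries out the method on two sites. The idempotents for general $N$ are built in Section~\ref{sec:ops}, their relations are proved in Section~\ref{sec:TL}, and the lower bound follows in Section~\ref{sec:monoid}. Simplicity is the subject of Section~\ref{sec:simple}, and negative $x$ of Section~\ref{sec:neg}.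

\section{From positive terms to idempotents}\label{sec:two}

Unless more is said, $x\in\mathbb C\setminus\{0\}$ is arbitrary. We first write $H-E$ bond by bond. Let $D=|{\downarrow}\rangle\langle{\downarrow}|=\frac12(1-\sigma^z)$, and let $g$ act on $\mathbb C^2\otimes\mathbb C^2$ by
\[
g\,{\uparrow\uparrow}=g\,{\downarrow\downarrow}=0,\qquad g\,{\uparrow\downarrow}=\Bigl(1-\frac1x\Bigr){\uparrow\downarrow}+{\downarrow\uparrow},\qquad g\,{\downarrow\uparrow}={\uparrow\downarrow}+\frac1x\,{\downarrow\uparrow}.
\]
We write $g_i$ for $g$ acting on sites $i,i+1$.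

\begin{lemma}\label{lem:bond}
$H-E=\sum_{i=1}^{N-1}(1-g_i)+cD_1$.
\end{lemma}

\begin{proof}
The operator $\frac12(\sigma^x\otimes\sigma^x+\sigma^y\otimes\sigma^y)=\sigma^+\otimes\sigma^-+\sigma^-\otimes\sigma^+$ exchanges ${\uparrow\downarrow}$ and ${\downarrow\uparrow}$ and kills the parallel pairs. Comparing on the four basis vectors gives
\[
g_i=\tfrac12\bigl(\sigma^x_i\sigma^x_{i+1}+\sigma^y_i\sigma^y_{i+1}\bigr)+\tfrac14\bigl(1-\sigma^z_i\sigma^z_{i+1}\bigr)+\tfrac14\bigl(1-\tfrac2x\bigr)\bigl(\sigma^z_i-\sigma^z_{i+1}\bigr);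
\]
for instance, the diagonal entry at ${\uparrow\downarrow}$ is $\frac12+\frac12(1-\frac2x)=1-\frac1x$. The last term telescopes to $\frac14(1-\frac2x)(\sigma_1^z-\sigma_N^z)$. So in $-\sum_ig_i+cD_1$ the two-site terms are those of \eqref{eq:H}, the coefficient of $\sigma_1^z$ is $-\frac14+\frac1{2x}-\frac c2=\frac14-\frac x2=p$, the coefficient of $\sigma_N^z$ is $\frac14-\frac1{2x}=p'$, and the constant is $-\frac{N-1}4+\frac c2$. Thus $H=-\sum_ig_i+cD_1+\frac{N-1}4-\frac c2$, and subtracting $E=-\frac34(N-1)-\frac c2$ gives the claim.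
\end{proof}

If every $1-g_i$ were positive semidefinite, Theorem~\ref{thm:main} would follow at once. It is not. On the plane spanned by ${\uparrow\downarrow},{\downarrow\uparrow}$ the matrix of $g$ is
\[
\begin{pmatrix}\frac12+h&1\\1&\frac12-h\end{pmatrix},\qquad h=\frac12-\frac1x,
\]
with eigenvalues $\frac12\pm\sqrt{1+h^2}$. Moving multiples of $\sigma^z$ from one term to another changes only $h$ in this matrix, and for every real $h$ the top eigenvalue is at least $\frac32$. For $h^2=-\frac34$, however, the eigenvalues are $1$ and $0$. This is the case $x=e^{\pm i\pi/3}$, that is $c=0$: there $g$ is an idempotent of rank one, but it is not Hermitian. So we give up Hermiticity of the individual terms and ask for idempotents instead. Positivity must then come from another source, which is the following. The \emph{monoid generated} by a set of operators is the set of all finite products of its elements, including the empty product $1$.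

\begin{lemma}\label{lem:radius}
Let $y_1,\dots,y_r$ be operators on a finite-dimensional space that generate a finite monoid $W$. Let $\lambda_1,\dots,\lambda_r\ge0$, $\Lambda=\sum_j\lambda_j$ and $X=\sum_j\lambda_jy_j$. Then every eigenvalue $\xi$ of $X$ satisfies $|\xi|\le\Lambda$.
\end{lemma}

\begin{proof}
Let $C=\max_{w\in W}\|w\|$ for the operator norm. Expanding $X^t$ gives a sum of words $y_{j_1}\cdots y_{j_t}\in W$ with nonnegative coefficients $\lambda_{j_1}\cdots\lambda_{j_t}$, whose sum is $\Lambda^t$. So $|\xi|^t\le\|X^t\|\le C\Lambda^t$ for all $t\ge1$, and $|\xi|\le\Lambda$ follows by taking $t$-th roots and letting $t\to\infty$.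
\end{proof}

The $y_j$ may have norm larger than $1$; what matters is that long products do not grow. For $N=1$ the lemma applies with the single idempotent $u=1-D$, since $H-E=cD=c-cu$.

\begin{example}[two sites]\label{ex:two}
For $N=2$ we have $H-E=1-g+cD_1$. It takes the values $1$ on ${\uparrow\uparrow}$ and $1+c$ on ${\downarrow\downarrow}$, and since $1-\frac1x+c=x$, its matrix on the plane spanned by ${\uparrow\downarrow},{\downarrow\uparrow}$ is $\left(\begin{smallmatrix}1/x&-1\\-1&x\end{smallmatrix}\right)$, with eigenvalues $1+c$ and $0$ and null vector $x\,{\uparrow\downarrow}+{\downarrow\uparrow}$. So the spectrum of $H-E$ is $0,\,1,\,1+c,\,1+c$.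

Let us recover the lower bound from Lemma~\ref{lem:radius}, for $c\neq0$. Subtract the same operator $\beta\sigma_1^+\sigma_2^-=\beta\,|{\uparrow\downarrow}\rangle\langle{\downarrow\uparrow}|$ from $g$ and from $cD_1$:
\[
H-E=1-e+cb,\qquad e=g-\beta\sigma_1^+\sigma_2^-,\qquad b=D_1-\frac\beta c\,\sigma_1^+\sigma_2^- .
\]
On the plane, $e$ has trace $1$ and determinant $\frac1x(1-\frac1x)-(1-\beta)=\beta-\frac cx$. The choice $\beta=\frac cx$ makes $e$ an idempotent of rank one; as $1-\frac cx=\frac{x-1}{x^2}$, it is
\begin{equation}\label{eq:v}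
e=x^{-2}|v\rangle\langle v'|,\qquad v=(x-1)\,{\uparrow\downarrow}+x\,{\downarrow\uparrow},\qquad v'=x\langle{\uparrow\downarrow}|+\langle{\downarrow\uparrow}|,\qquad\langle v'|v\rangle=x^2 .
\end{equation}
Here and below $\langle\,\cdot\,|\,\cdot\,\rangle$ between a primed and an unprimed symbol is the pairing of a row with a column, without complex conjugation. The operator $u=1-b$ fixes ${\uparrow\uparrow}$, kills ${\downarrow\downarrow}$ and acts on the plane by $\left(\begin{smallmatrix}1&1/x\\0&0\end{smallmatrix}\right)$. It is idempotent, and $\langle v'|u=\langle v'|$, so $eu=e$. Therefore the set $\{1,u,e,ue\}$ is stable under left multiplication by $u$ and $e$, and it is the monoid they generate. Since $H-E=(1+c)-(e+cu)$, Lemma~\ref{lem:radius} shows for $c>0$ that every eigenvalue of $H-E$ lies within distance $1+c$ of $1+c$, in agreement with the list above. The triangle inequality would not suffice: at $x=1$ we have $v={\downarrow\uparrow}$ and $\|e\|=\sqrt2$.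
\end{example}

\section{Telescoping corrections and the rank-one condition}\label{sec:ops}

For $N\ge3$ each $g_i$ needs a correction, and only the boundary term $cD_1$ can absorb one. The corrections must therefore telescope. Two facts suggest their form. For $N=2$ the correction was $\frac cx\sigma_1^+\sigma_2^-$. Moreover $D_1-\sigma_1^+Y$ is idempotent for \emph{any} operator $Y$ on the sites $2,\dots,N$, because $D\sigma^+=0$, $\sigma^+D=\sigma^+$ and $(\sigma^+)^2=0$. So let $A_k$ be an operator on sites $k,\dots,N$, still to be chosen, with $A_{N+1}=0$, and define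
\begin{equation}\label{eq:ebu}
e_i=g_i-\frac cx\bigl(\sigma_i^+A_{i+1}-\sigma_{i+1}^+A_{i+2}\bigr)\quad(1\le i\le N-1),\qquad b=D_1-\frac1x\sigma_1^+A_2,\qquad u=1-b .
\end{equation}

\begin{proposition}\label{prop:decomp}
For any choice of the $A_k$ we have $u^2=u$ and
\[
H-E=\Lambda-X,\qquad X=\sum_{i=1}^{N-1}e_i+c\,u,\qquad\Lambda=N-1+c .
\]
\end{proposition}

\begin{proof}
We have just seen that $b^2=b$, so $u^2=u$. Since $A_{N+1}=0$, the sum telescopes: $\sum_ie_i=\sum_ig_i-\frac cx\sigma_1^+A_2$. Hence $-\sum_ie_i+cb=-\sum_ig_i+cD_1$, and Lemma~\ref{lem:bond} gives $H-E=N-1-\sum_ie_i+c(1-u)$.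
\end{proof}

We now choose $A_{i+1}$ in terms of $A_{i+2}$, so that $e_i$ is the closest possible analogue of a rank-one idempotent. The following device reduces this and all later computations to small matrices.

\medskip
\noindent\emph{Substitution principle.} An operator $S$ on sites $k,\dots,N$ commutes with every operator on the sites before $k$. Replacing the indeterminate $s$ by $S$ in the entries of matrices over $\mathbb C[s]$ respects sums and products. So an identity between matrices over $\mathbb C[s]$, square or rectangular, indexed by spin states of sites before $k$, remains true after the substitution $s\mapsto S$.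
\medskip

Take $S=A_{i+2}$ and suppose that $A_{i+1}$ is given by a $2\times2$ matrix $a=(a_{jl})$ over $\mathbb C[s]$ on site $i+1$. Then $e_i$ becomes $g-\frac cx\,\sigma^+\otimes a+\frac cxs\,1\otimes\sigma^+$. In the basis ${\uparrow\uparrow},{\uparrow\downarrow},{\downarrow\uparrow},{\downarrow\downarrow}$ this is
\begin{equation}\label{eq:matrix}
\begin{pmatrix}
0&\frac{cs}x&-\frac cxa_{11}&-\frac cxa_{12}\\[2pt]
0&1-\frac1x&1-\frac cxa_{21}&-\frac cxa_{22}\\[2pt]
0&1&\frac1x&\frac{cs}x\\[2pt]
0&0&0&0
\end{pmatrix}.
\end{equation}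
The third row does not involve $a$. The matrix has rank one when the first two rows are multiples of the third, and the second column dictates the factors $\frac{cs}x$ and $1-\frac1x$. This requires
\[
-\frac cxa_{11}=\frac{cs}{x^2},\qquad-\frac cxa_{12}=\frac{c^2s^2}{x^2},\qquad1-\frac cxa_{21}=\frac{x-1}{x^2},\qquad-\frac cxa_{22}=\frac{(x-1)cs}{x^2}.
\]
Because $1-\frac cx=\frac{x-1}{x^2}$, these four equations hold for
\begin{equation}\label{eq:a}
a=\begin{pmatrix}-\frac1xs&-\frac cxs^2\\[2pt]1&(\frac1x-1)s\end{pmatrix}=\sigma^-+s\tau-\frac cxs^2\sigma^+,\qquad\tau=\operatorname{diag}(\tau_\uparrow,\tau_\downarrow)=\operatorname{diag}\Bigl(-\frac1x,\ \frac1x-1\Bigr),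
\end{equation}
and for $c\ne0$ this is the only solution. We adopt it for all $x$.

\begin{definition}\label{def:A}
Put $A_{N+1}=0$ and, for $k=N,N-1,\dots,1$,
\[
A_k=\sigma_k^-+\tau_kA_{k+1}-\frac cx\,\sigma_k^+A_{k+1}^2 .
\]
From now on $e_i,b,u$ are given by \eqref{eq:ebu} with these $A_k$.
\end{definition}

Thus $A_N=\sigma_N^-$ and $A_{N-1}=\sigma_{N-1}^-+\tau_{N-1}\sigma_N^-$; for $N=2$ we recover Example~\ref{ex:two}. By downward induction on $k$, each $A_k$ lowers $M$ by $1$, so $e_i$, $b$ and $u$ commute with $M$. The matrix $a$ has trace $-s$ and determinant $s^2(-\frac1{x^2}+\frac1x+\frac cx)=s^2$, so the Cayley--Hamilton theorem gives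
\begin{equation}\label{eq:CH}
a^2=-sa-s^2 .
\end{equation}
(It follows that $a^3=s^3$, hence $A_k^3=A_{k+1}^3=\dots=0$; we do not need this.)

To record the factorization, define over $\mathbb C[s]$ the column $V$ and the row $V'$ by
\[
V=v+cs\,{\uparrow\uparrow},\qquad V'=v'+cs\,\langle{\downarrow\downarrow}|,
\]
with $v,v'$ as in \eqref{eq:v}; in coordinates $V=(cs,\,x-1,\,x,\,0)^T$ and $V'=(0,\,x,\,1,\,cs)$. Let $\mathcal H_k$ be the tensor product of the sites $k,\dots,N$, with $\mathcal H_{N+1}=\mathbb C$. Substituting $s\mapsto A_{i+2}$ turns $V$ and $V'$ into maps $V_i:\mathcal H_{i+2}\to\mathcal H_i$ and $V_i':\mathcal H_i\to\mathcal H_{i+2}$,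
\begin{equation}\label{eq:Vi}
V_i\chi=v\otimes\chi+c\,{\uparrow\uparrow}\otimes A_{i+2}\chi,\qquad V_i'(\psi\otimes\chi)=\langle v'|\psi\rangle\chi+c\,\langle{\downarrow\downarrow}|\psi\rangle A_{i+2}\chi ,
\end{equation}
which we tensor with the identity on earlier sites when needed.

\begin{lemma}\label{lem:factor}
For $1\le i\le N-1$ we have $e_i=x^{-2}V_iV_i'$ and $V_i'V_i=x^2$. In particular $e_i^2=e_i$.
\end{lemma}

\begin{proof}
The third row of \eqref{eq:matrix} is $x^{-1}V'$, and by the choice of $a$ the four rows are this one times $\frac{cs}x$, $\frac{x-1}x$, $1$, $0$, which are the entries of $x^{-1}V$. Also $\langle V'|V\rangle=x(x-1)+x=x^2$.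
\end{proof}

\section{The Temperley--Lieb relations}\label{sec:TL}

The one-boundary Temperley--Lieb algebra has generators $u,e_1,\dots,e_{N-1}$ and relations $e_i^2=\delta e_i$, $e_ie_{i\pm1}e_i=e_i$, $u^2=u$, $e_1ue_1=\delta'e_1$, together with $e_ie_j=e_je_i$ for $|i-j|\ge2$ and $ue_i=e_iu$ for $i\ge2$. The scalars $\delta,\delta'$ are the loop weights. We show that our operators satisfy these relations with $\delta=\delta'=1$.

The difficulty is commutation. The operator $e_i$ acts on all sites $i,\dots,N$, so it overlaps with every $e_j$, $j>i$. But it reaches the sites beyond $i+1$ only through $A_{i+2}$, so it is enough to know that $A_j$ commutes with $e_j$. This follows from the next lemma, which says that the operators $A$ do not see a pair inserted by $V_i$ or removed by $V_i'$.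

\begin{lemma}\label{lem:inter}
For $1\le i\le N-1$ we have $A_iV_i=V_iA_{i+2}$ and $V_i'A_i=A_{i+2}V_i'$. Hence $A_ie_i=e_iA_i$.
\end{lemma}

\begin{proof}
Substitute $s$ for $A_{i+2}$, so that $A_{i+1}$ becomes $a$. In blocks with respect to site $i$,
\[
A_i=\begin{pmatrix}\tau_\uparrow a&-\frac cxa^2\\[2pt]1&\tau_\downarrow a\end{pmatrix},\qquad V=\begin{pmatrix}V_\uparrow\\V_\downarrow\end{pmatrix},\qquad V'=\begin{pmatrix}V'_\uparrow&V'_\downarrow\end{pmatrix},
\]
with $V_\uparrow=(cs,x-1)^T$, $V_\downarrow=(x,0)^T$, $V'_\uparrow=(0,x)$, $V'_\downarrow=(1,cs)$. We must show $A_iV=sV$ and $V'A_i=sV'$. We use $c-\frac1x=x-1$ and $c-\frac{(x-1)^2}x=1$.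

For the column, \eqref{eq:a} and \eqref{eq:CH} give
\begin{equation}\label{eq:col}
aV_\downarrow=\begin{pmatrix}-s\\x\end{pmatrix},\qquad a^2V_\downarrow=\begin{pmatrix}(1-x)s^2\\-xs\end{pmatrix},\qquad aV_\uparrow=\begin{pmatrix}-\frac cxs^2-\frac cx(x-1)s^2\\[2pt]cs-\frac{(x-1)^2}xs\end{pmatrix}=\begin{pmatrix}-cs^2\\s\end{pmatrix}.
\end{equation}
The two blocks of $A_iV$ are therefore
\begin{align*}
-\tfrac1xaV_\uparrow-\tfrac cxa^2V_\downarrow&=\bigl(\tfrac cxs^2-\tfrac cx(1-x)s^2,\ (c-\tfrac1x)s\bigr)^T=\bigl(cs^2,\ (x-1)s\bigr)^T=sV_\uparrow,\\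
V_\uparrow+(\tfrac1x-1)aV_\downarrow&=\bigl((c-\tfrac1x+1)s,\ (x-1)+(1-x)\bigr)^T=(xs,\ 0)^T=sV_\downarrow .
\end{align*}
For the row,
\begin{equation}\label{eq:row}
V'_\uparrow a=\bigl(x,\,(1-x)s\bigr),\qquad V'_\uparrow a^2=\bigl(-xs,\,-s^2\bigr),\qquad V'_\downarrow a=\bigl((c-\tfrac1x)s,\,-cs^2\bigr)=\bigl((x-1)s,\,-cs^2\bigr),
\end{equation}
and the two blocks of $V'A_i$ are
\begin{align*}
-\tfrac1xV'_\uparrow a+V'_\downarrow&=\bigl(-1+1,\ (1-\tfrac1x+c)s\bigr)=(0,\ xs)=sV'_\uparrow,\\
-\tfrac cxV'_\uparrow a^2+(\tfrac1x-1)V'_\downarrow a&=\bigl(cs-\tfrac{(x-1)^2}xs,\ \tfrac cxs^2+(1-\tfrac1x)cs^2\bigr)=(s,\ cs^2)=sV'_\downarrow .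
\end{align*}
Finally $A_iV_iV_i'=V_iA_{i+2}V_i'=V_iV_i'A_i$, and Lemma~\ref{lem:factor} concludes.
\end{proof}

The relations between neighbors come from inserting a pair at one bond and removing a pair at the next. Note that $\mathcal H_i=\mathbb C^2\otimes\mathcal H_{i+1}$ and $\mathcal H_{i+2}=\mathbb C^2\otimes\mathcal H_{i+3}$, so that $V'_{i+1}$, tensored with the identity on the first site, maps $\mathcal H_i$ to $\mathbb C^2\otimes\mathcal H_{i+3}$, and $V_{i+1}$ maps back. Both $V'_{i+1}V_i$ and $V_i'V_{i+1}$ are thus operators on $\mathbb C^2\otimes\mathcal H_{i+3}$.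

\begin{lemma}\label{lem:zigzag}
For $1\le i\le N-2$ we have $V'_{i+1}V_i=x^2$ and $V_i'V_{i+1}=x^2$. For $N\ge2$ we have $V_1'\,b\,V_1=0$.
\end{lemma}

\begin{proof}
Substitute $s$ for $A_{i+3}$. Then $A_{i+2}$ becomes $a$ on site $i+2$, the maps $V_{i+1},V'_{i+1}$ become $V,V'$ on sites $i+1,i+2$, and $V_i,V_i'$ are given by \eqref{eq:Vi} with $a$ in place of $A_{i+2}$. Both products are $2\times2$ matrices over $\mathbb C[s]$.

For a column $\chi$ we have $V_i\chi={\uparrow}\otimes\bigl((x-1){\downarrow}\otimes\chi+c\,{\uparrow}\otimes a\chi\bigr)+{\downarrow}\otimes\bigl(x\,{\uparrow}\otimes\chi\bigr)$. Applying $V'$ to the last two sites, and using \eqref{eq:row} and $x-1+cx=x^2$, the rows of $V'_{i+1}V_i$ are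
\[
(x-1)V'_\downarrow+cV'_\uparrow a=\bigl(x-1+cx,\ (x-1)cs+(1-x)cs\bigr)=(x^2,0),\qquad xV'_\uparrow=(0,x^2).
\]
In the other order, $V_{i+1}\varphi=\varphi\otimes{\uparrow}\otimes V_\uparrow+\varphi\otimes{\downarrow}\otimes V_\downarrow$. The map $V_i'$ sends ${\uparrow\uparrow}\otimes\chi$, ${\uparrow\downarrow}\otimes\chi$, ${\downarrow\uparrow}\otimes\chi$, ${\downarrow\downarrow}\otimes\chi$ to $0$, $x\chi$, $\chi$, $ca\chi$. By \eqref{eq:col} the columns of $V_i'V_{i+1}$, for $\varphi={\uparrow}$ and $\varphi={\downarrow}$, are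
\[
xV_\downarrow=(x^2,0)^T,\qquad V_\uparrow+c\,aV_\downarrow=(cs-cs,\ x-1+cx)^T=(0,x^2)^T .
\]
For the last identity substitute $s$ for $A_3$, so that $b=D\otimes1-\frac1x\sigma^+\otimes a$. Then $\langle V'|bV\rangle=V'_\downarrow V_\downarrow-\frac1xV'_\uparrow aV_\downarrow=x-\frac1x\,x^2=0$.
\end{proof}

Put $e_0=u$. With this convention the relations take a uniform shape.

\begin{proposition}\label{prop:TL}
For indices in $\{0,1,\dots,N-1\}$:
\begin{itemize}
\item[(1)] $e_i^2=e_i$;
\item[(2)] $e_ie_j=e_je_i$ if $|i-j|\ge2$;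
\item[(3)] $e_ke_{k-1}e_k=e_k$ if $k\ge1$.
\end{itemize}
\end{proposition}

\begin{proof}
(1) is contained in Proposition~\ref{prop:decomp} and Lemma~\ref{lem:factor}.

(2) Fix $j\ge1$. The operator $e_j$ acts on sites $j,\dots,N$, so it commutes with all operators on earlier sites, and it commutes with $A_j$ by Lemma~\ref{lem:inter}. By Definition~\ref{def:A} and downward induction on $k$, it commutes with $A_k$ for all $k\le j$. Now let $0\le i\le j-2$. Then $e_i$ is a polynomial in $A_{i+2}$ and in operators on sites at most $i+1$: for $i\ge1$ by Lemma~\ref{lem:factor}, and for $i=0$ because $u=1-D_1+\frac1x\sigma_1^+A_2$. All of these commute with $e_j$.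

(3) For $k=i+1\ge2$, Lemmas~\ref{lem:factor} and~\ref{lem:zigzag} give
\[
e_{i+1}e_ie_{i+1}=x^{-6}\,V_{i+1}\,(V'_{i+1}V_i)\,(V'_iV_{i+1})\,V'_{i+1}=x^{-2}V_{i+1}V'_{i+1}=e_{i+1}.
\]
For $k=1$, $e_1be_1=x^{-4}V_1(V_1'bV_1)V_1'=0$, so $e_1ue_1=e_1^2=e_1$.
\end{proof}

The same computation with $i$ and $i+1$ exchanged gives $e_ie_{i+1}e_i=e_i$ for $1\le i\le N-2$, which completes the list of Temperley--Lieb relations; the proofs below need only (1)--(3).

\section{Finiteness of the monoid and the lower bound}\label{sec:monoid}

Let $W_{-1}=\{1\}$, let $W_k$ be the monoid generated by $e_0,\dots,e_k$ for $0\le k\le N-1$, and let $W=W_{N-1}$. Finiteness holds because the generator of highest index is never needed twice.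

\begin{lemma}\label{lem:finite}
\begin{itemize}
\item[(a)] For $0\le k\le N-1$, $W_k=W_{k-1}\cup W_{k-1}e_kW_{k-1}$. In particular $W$ is finite.
\item[(b)] For $1\le k\le N-1$ and $w\in W_k$ there is $w'\in W_{k-2}$ with $e_kwe_k=w'e_k$.
\end{itemize}
\end{lemma}

\begin{proof}
For $k=0$, (a) says $W_0=\{1,u\}$, which holds since $u^2=u$. Let $k\ge1$ and assume (a) for $k-1$. The elements of $W_{k-2}$ commute with $e_k$ by Proposition~\ref{prop:TL}(2).

First let $w\in W_{k-1}$. If $w\in W_{k-2}$, then $e_kwe_k=we_k^2=we_k$. Otherwise $w=w_1e_{k-1}w_2$ with $w_1,w_2\in W_{k-2}$, and $e_kwe_k=w_1e_ke_{k-1}e_kw_2=w_1w_2e_k$. So (b) holds for $w\in W_{k-1}$.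

In a word in $e_0,\dots,e_k$ with at least two letters $e_k$, take two consecutive occurrences. Between them stands some $w\in W_{k-1}$, and replacing $e_kwe_k$ by $w'e_k$ removes one letter $e_k$. Repeating this, we reach a word with a single $e_k$, which proves (a) for $k$. To finish (b), let $w=w_1e_kw_2$ with $w_1,w_2\in W_{k-1}$. Then $e_kwe_k=(e_kw_1e_k)w_2e_k=w_1'(e_kw_2e_k)=w_1'w_2'e_k$ with $w_1',w_2'\in W_{k-2}$. Finiteness follows from $|W_k|\le|W_{k-1}|+|W_{k-1}|^2$.
\end{proof}

\begin{remark}
It is essential that no scalar other than $1$ appears in the relations. If idempotents $e,e'$ satisfy $ee'e=\lambda e$, then $(ee')^t=\lambda^{t-1}ee'$, which is unbounded when $|\lambda|>1$ and $e\neq0$.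
\end{remark}

\begin{proof}[Proof of Theorem~\ref{thm:main} and of the disk bound in Theorem~\ref{thm:strong}(b)]
Let $c\ge0$. Then $X=\sum_{i\ge1}e_i+cu$ has nonnegative weights of total mass $\Lambda$, and the monoid $W$ is finite. By Proposition~\ref{prop:decomp}, if $\eta$ is an eigenvalue of $H$, then $\Lambda-(\eta-E)$ is an eigenvalue of $X$, and Lemma~\ref{lem:radius} gives
\begin{equation}\label{eq:disk}
|\eta-E-\Lambda|\le\Lambda .
\end{equation}
For real $x>0$ we have $c\ge1$ and $H$ is Hermitian, so $\eta$ is real, \eqref{eq:disk} gives $\eta\ge E$, and $H-E\ge0$. That $E$ is an eigenvalue is the first known fact of Section~\ref{sec:intro}; it is also proved in the next section.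
\end{proof}

The relations and the finiteness of $W$ hold for all $x\neq0$. The hypothesis on $x$ enters only through the sign of the weight $c$, and it cannot be dropped: for $N=1$ and $c<0$, the operator $H-E=cD$ has a negative eigenvalue.

\section{A rank-one idempotent and the multiplicity of $E$}\label{sec:simple}

The bound \eqref{eq:disk} says nothing about how often $E$ occurs, or in which sector. For $c>0$ the operator $P=X/\Lambda$ is the average of a random generator, and $E$ corresponds to its eigenvalue $1$. The multiplicity of that eigenvalue can be read from the traces of $P^t$ for large $t$, and $P^t$ is the average of a long random word. Such a word is likely to contain any fixed word as a factor. We therefore look for a word whose presence determines the trace, and find it among the products of alternate generators. For $0\le r\le N$ put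
\[
f_r=\cdots e_{r-5}\,e_{r-3}\,e_{r-1}\in W_{r-1},
\]
the product over all indices $j\in\{0,\dots,r-1\}$ with $j\equiv r-1\pmod2$, in increasing order. So $f_0=1$, $f_1=u$, and $f=f_N$ equals $e_1e_3\cdots e_{N-1}$ for even $N$ and $u\,e_2e_4\cdots e_{N-1}$ for odd $N$.

\begin{lemma}\label{lem:f}
We have $fwf=f$ for all $w\in W$. Moreover $f$ is an idempotent of rank one, whose range is spanned by $\Omega=v^{\otimes n}$ if $N=2n$ and by $\Omega={\uparrow}\otimes v^{\otimes n}$ if $N=2n+1$; this vector lies in the sector $M=\epsilon/2$.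
\end{lemma}

\begin{proof}
We show $f_rwf_r=f_r$ for $w\in W_{r-1}$ by induction on $r$ in steps of two. For $r=0$ there is nothing to prove, and for $r=1$ we have $W_0=\{1,u\}$ and $uwu=u$. For $r\ge2$ write $f_r=f_{r-2}e_{r-1}$, where $f_{r-2}\in W_{r-3}$ commutes with $e_{r-1}$. By Lemma~\ref{lem:finite}(b), $e_{r-1}we_{r-1}=w'e_{r-1}$ with $w'\in W_{r-3}$. Hence
\[
f_rwf_r=f_{r-2}\,(e_{r-1}we_{r-1})\,f_{r-2}=(f_{r-2}w'f_{r-2})\,e_{r-1}=f_{r-2}e_{r-1}=f_r .
\]
The case $r=N$ is the first claim, and $w=1$ gives $f^2=f$.

For the range, let $\chi\in\mathcal H_{i+2}$ satisfy $A_{i+2}\chi=0$. By \eqref{eq:Vi}, $V_i\chi=v\otimes\chi$, and on vectors of the form $\varphi\otimes\chi$ the operator $e_i$ acts as the local idempotent $x^{-2}|v\rangle\langle v'|$ on sites $i,i+1$. Lemma~\ref{lem:inter} gives $A_i(v\otimes\chi)=V_iA_{i+2}\chi=0$, so $v\otimes\chi$ has the same property as $\chi$, two sites further to the left. Start from $A_{N+1}=0$ and apply $e_{N-1},e_{N-3},\dots$ in turn. After $j$ steps the image consists of vectors $\varphi\otimes v^{\otimes j}$.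 For $N=2n$ the range of $f$ thus lies in $\mathbb C\,v^{\otimes n}$. For $N=2n+1$ the range of $e_2e_4\cdots e_{N-1}$ lies in $\mathbb C^2\otimes v^{\otimes n}$; there $A_2$ vanishes, so $u$ acts as $1-D_1=|{\uparrow}\rangle\langle{\uparrow}|$, and the range of $f$ lies in $\mathbb C\,{\uparrow}\otimes v^{\otimes n}$. In both cases each factor of $f$ fixes $\Omega$, because $\langle v'|v\rangle=x^2$, and $\Omega\ne0$ because $x\neq0$. Finally $v$ has magnetization $0$ and ${\uparrow}$ has magnetization $\frac12$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:strong}(a) and (b)]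
The disk bound is \eqref{eq:disk}. Let $c>0$. Choose generators independently at random, each $e_i$ ($i\ge1$) with probability $1/\Lambda$ and $u$ with probability $c/\Lambda$, and let $\mu_t(w)$ be the probability that the product of $t$ of them equals $w\in W$. Expanding the power gives $P^t=\sum_{w\in W}\mu_t(w)\,w$.

\emph{Long words contain $f$.} Let $J=WfW$, let $\ell=n+\epsilon\ge1$ be the number of letters of $f$, and let $\gamma$ be the probability that $\ell$ successive generators spell $f$. Then $\gamma>0$; for odd $N$ this uses $c>0$. Cut a word of length $t$ into $\lfloor t/\ell\rfloor$ blocks of length $\ell$ and a remainder. If some block spells $f$, the product lies in $J$. The blocks are independent, so $\mu_t(W\setminus J)\le(1-\gamma)^{\lfloor t/\ell\rfloor}\to0$.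

\emph{Traces on $J$.} Let $\Pi_m$ be the projector onto the sector $M=m$. It commutes with every element of $W$. For $w=w_1fw_2\in J$, the identity $f=f^2$, cyclicity of the trace and Lemma~\ref{lem:f} give
\[
\operatorname{tr}(\Pi_mw)=\operatorname{tr}(\Pi_m\,fw_2w_1f)=\operatorname{tr}(\Pi_mf)=\delta_{m,\epsilon/2},
\]
since $\Pi_mf$ is $f$ or $0$ according as $m=\epsilon/2$ or not, and an idempotent of rank one has trace $1$. The numbers $\operatorname{tr}(\Pi_mw)$, $w\in W$, are finitely many, so $\operatorname{tr}(\Pi_mP^t)\to\delta_{m,\epsilon/2}$ as $t\to\infty$.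

\emph{From traces to multiplicities.} Let $\xi_1,\dots,\xi_d$ be the eigenvalues of $P$ in the sector $M=m$, repeated according to algebraic multiplicity. Then $\operatorname{tr}(\Pi_mP^t)=\sum_j\xi_j^t$, and $|\xi_j|\le1$ by Lemma~\ref{lem:radius}. For $|\xi|\le1$ the average $\frac1T\sum_{t=1}^T\xi^t$ equals $1$ if $\xi=1$, and otherwise it is bounded by $\frac2{T|1-\xi|}$. So the averages of $\operatorname{tr}(\Pi_mP^t)$ converge to the number of $j$ with $\xi_j=1$, and this number is $\delta_{m,\epsilon/2}$.

Since $H-E=\Lambda(1-P)$, the number $E$ is an eigenvalue of $H$, it is algebraically simple on the whole space, its eigenvector lies in the sector $M=\epsilon/2$, and it occurs in no other sector. The disk \eqref{eq:disk} has real center $E+\Lambda$ and radius $\Lambda$, so it meets the half-plane $\operatorname{Re}\eta\le E$ only at $\eta=E$; all other eigenvalues have $\operatorname{Re}\eta>E$. This proves (b), and (a) is the case $x>0$, where $H$ is Hermitian.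
\end{proof}

Simplicity can fail at $c=0$: for $N=1$ we then have $H=0$, and $E=0$ is a double eigenvalue.

\begin{remark}
For $c>0$ the eigenvector is a convex combination of the finitely many vectors $w\Omega$, $w\in W$. Indeed, write $f=|\Omega\rangle\langle\Omega'|$ with $\langle\Omega'|\Omega\rangle=1$. The identity $fwf=f$ says $\langle\Omega'|w\Omega\rangle=1$, so $\Omega'$ equals $1$ on the convex hull $K$ of $W\Omega$, which is compact and stable under $P$. The averages $\psi_T=\frac1T\sum_{t=0}^{T-1}P^t\Omega\in K$ satisfy $(P-1)\psi_T=\frac1T(P^T\Omega-\Omega)\to0$, so any limit point $\psi\in K$ is a nonzero fixed vector of $P$. In Example~\ref{ex:two}, $W\Omega=\{v,\,x\,{\uparrow\downarrow}\}$; on both vectors $e$ takes the value $v$ and $u$ the value $x\,{\uparrow\downarrow}$, so $\Lambda\psi=v+cx\,{\uparrow\downarrow}=x\,(x\,{\uparrow\downarrow}+{\downarrow\uparrow})$, the null vector found there.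
\end{remark}

\section{Negative $x$}\label{sec:neg}

For $x<0$ both boundary fields exceed $\frac14$, whereas at $x=1$ both equal $-\frac14$. This suggests the spin-reversed ground state at $x=1$ as a trial vector. We write $H(x)$ and $E(x)$ to display the parameter.

\begin{proof}[Proof of Theorem~\ref{thm:strong}(c)]
By part (a), $E(1)=-\frac{3N-1}4$ is an eigenvalue of $H(1)$. Conjugation by the spin flip $\prod_i\sigma_i^x$ preserves the two-site terms of \eqref{eq:H} and reverses the sign of each $\sigma_i^z$. Hence the Hamiltonian $\widetilde H$ given by \eqref{eq:H} with $p=p'=+\frac14$ has a unit eigenvector $\varphi$ with eigenvalue $E(1)$. For $x<0$ we have $p=\frac14+\frac{|x|}2$ and $p'=\frac14+\frac1{2|x|}$, that is,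
\[
H(x)=\widetilde H+\frac{|x|}2\,\sigma_1^z+\frac1{2|x|}\,\sigma_N^z .
\]
Since $\sigma^z\le1$, we get $\langle\varphi|H(x)|\varphi\rangle\le E(1)+\frac12\bigl(|x|+\frac1{|x|}\bigr)$. On the other hand \eqref{eq:E} gives
\[
E(x)=E(1)+\frac{(1+|x|)^2}{2|x|}=E(1)+1+\frac12\Bigl(|x|+\frac1{|x|}\Bigr).
\]
So $\langle\varphi|H(x)|\varphi\rangle\le E(x)-1$. The lowest eigenvalue of a Hermitian operator is the minimum of its expectation values over unit vectors, so the lowest eigenvalue of $H(x)$ is at most $E(x)-1$. Together with Theorem~\ref{thm:main} this gives the final equivalence.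
\end{proof}

\begin{thebibliography}{9}
\bibitem{LH} Jean Li\'enardy and Christian Walmsley Hagendorf, \emph{The open XXZ chain at $\Delta=-1/2$ and totally-symmetric alternating sign matrices}, arXiv:2509.09209 (2025).
\end{thebibliography}
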